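# Small atoms, double zeros, and the failure of positivity for the $q$-convolution

## 1. A nonnegative polynomial and a measure with one small atom

Fix a real $q$ with $0<|q|<1$, put $c=1+q$, and let $w_+$ be the larger root of
$$(w-1)(w-c)=q^2c .$$
For $q=\tfrac12$ this gives $c=\tfrac32$ and $w_+=\tfrac12\big(\tfrac52+\sqrt{7/4}\big)\approx1.911$. These notes turn on two objects. The first is a measure with a small atom,
$$\mu_\varepsilon=(1-\varepsilon)\delta_0+\varepsilon\delta_1 ,\qquad 0<\varepsilon<1,$$
and the second is the polynomial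
$$P_N(x)=x^{2N}(x-1)^2(x-c)^2 ,\qquad N\ge1 ,$$
which is nonnegative on $\mathbb R$ and has double zeros at $1$ and at $c$.

Here is what they are for. An operation $*_q$ on probability measures, defined in Section 2, takes two measures and returns a sequence of numbers $1,m_1,m_2,\dots$. The question is whether these numbers are always the moments of a probability measure. If they are, then $\sum_n p_nm_n\ge0$ for every polynomial $P=\sum p_nx^n$ that is nonnegative on $\mathbb R$. We shall feed $\mu_\varepsilon$ twice into $*_q$ and find, for a suitable fixed $N$, the value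
$$-\gamma\varepsilon^3+O(\varepsilon^4),\qquad \gamma>0,$$
when the resulting numbers are paired with $P_N$. So the answer is no, for every $q\in(0,1)$.

The mechanism is visible before any computation. For a polynomial $P=\sum_n p_nx^n$ and a sequence $s(n)$ write $\langle P,s\rangle=\sum_np_ns(n)$. Then
$$\langle P,\,w^n\rangle=P(w),\qquad \langle P,\,n\,w^n\rangle=w\,P'(w). \tag{1}$$
The numbers $m_n$ attached to $\mu_\varepsilon$ are polynomials in $\varepsilon$. Their $\varepsilon$-coefficient will be a multiple of $1^n$. Their $\varepsilon^2$-coefficient will be a combination of $c^n$, $n$ and $1$. Their $\varepsilon^3$-coefficient will be $-K\,w_+^n$ with $K>0$, plus terms of smaller growth. By (1), the double zeros of $P_N$ erase the first two orders, and the factor $x^{2N}$ makes $w_+$ dominate the third.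

## 2. Restricted crossings, $q$-cumulants, and $*_q$

Let $P(n)$ be the set of set partitions of $[n]=\{1,\dots,n\}$. (A polynomial is called $P$ or $P_N$; no confusion will arise.)

**Definition (restricted crossings, in the sense of Ph. Biane).** For $\mathcal V\in P(n)$, $cr(\mathcal V)$ is the number of quadruples $a<b<c<d$ in $[n]$ such that $a,c$ are consecutive elements of one block of $\mathcal V$ and $b,d$ are consecutive elements of a different block.

Call a pair of consecutive elements of a block an *arc*; then $cr$ counts crossing pairs of arcs of different blocks. For $\{1,4\},\{2,3,5\}$ the arcs are $(1,4)$ and $(2,3),(3,5)$. Only $(1,4)$ and $(3,5)$ cross, so $cr=1$, although there are two quadruples, $1<2<4<5$ and $1<3<4<5$, that cross in the ordinary sense. For $\{1,3,5\},\{2,4\}$ the arc $(2,4)$ crosses both $(1,3)$ and $(3,5)$, so $cr=2$.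

**Definition ($q$-cumulants; Ph. Biane, M. Anshelevich).** Let $\mu$ be a probability measure on $\mathbb R$ with all moments finite. Its $q$-cumulants $R^{(q)}_\mu(n)$, $n\ge1$, are defined by
$$\int x^n\,d\mu(x)=\sum_{\mathcal V\in P(n)}q^{cr(\mathcal V)}R^{(q)}_\mu(\mathcal V),\qquad R^{(q)}_\mu(\mathcal V)=\prod_{B\in\mathcal V}R^{(q)}_\mu(|B|),\qquad n\ge1, \tag{2}$$
with the convention $0^0=1$.

The one-block partition contributes $R^{(q)}_\mu(n)$, so (2) determines the cumulants recursively. Conversely, every real sequence of cumulants produces numbers $m_1,m_2,\dots$ through the right side of (2). For example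
$$m_1=R_1,\quad m_2=R_2+R_1^2,\quad m_3=R_3+3R_1R_2+R_1^3,$$
and $q$ first enters $m_4$, through $\{1,3\},\{2,4\}$.

**Definition ($q$-convolution, Ph. Biane's idea).** $\mu=\mu_1*_q\mu_2$ is required to be a probability measure whose moments are the numbers $m_n$ produced by (2) from the cumulants $R^{(q)}_{\mu_1}(n)+R^{(q)}_{\mu_2}(n)$. The operation $*_q$ is *positivity preserving* if for all $\mu_1,\mu_2$ with all moments finite the sequence $(1,m_1,m_2,\dots)$ is the moment sequence of some probability measure on $\mathbb R$.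

The question, posed as an open problem in Marek Bozejko, Wojciech Bozejko, "Deformations and q-convolutions. Old and new results", arXiv:2311.06405 (2023), is whether $*_q$ is positivity preserving. The range of $q$ is not specified there for this problem. We read it as $q\in[0,1]$, the range used there for $q$-analogues of classical convolution: prove or disprove that $*_q$ is positivity preserving for every $q\in[0,1]$. For $q\notin[0,1]$ we use the same formulas.

For $t>0$ let $m^{(t)}_n(\mu)$ be the numbers produced by (2) from the cumulants $tR^{(q)}_\mu(n)$, with $m^{(t)}_0=1$. For $t=2$ they are the numbers attached to $\mu*_q\mu$. The results are as follows.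

**Theorem 1.** Let $q\in(-1,1)$, $q\ne0$, let $t>1$ be real and $\mu_\varepsilon=(1-\varepsilon)\delta_0+\varepsilon\delta_1$. There is $\varepsilon_0=\varepsilon_0(q,t)>0$ such that for all $0<\varepsilon<\varepsilon_0$ the sequence $(m^{(t)}_n(\mu_\varepsilon))_{n\ge0}$ is not the moment sequence of a probability measure. In particular ($t=2$), $*_q$ is not positivity preserving for any $q\in(0,1)$.

**Theorem 2.** For real $q$, $*_q$ is positivity preserving if and only if $q\in\{0,1\}$.

**Theorem 3.** Let $\mathcal T_q$ be the set of $t>0$ such that $(m^{(t)}_n(\mu))_n$ is a moment sequence for every $\mu$ with all moments finite. Then $\mathcal T_q=\{1\}$ for every $q\in[-1,1)\setminus\{0\}$, while $\mathcal T_0=[1,\infty)$ and $\mathcal T_1=\{1,2,3,\dots\}$.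

Three textbook facts will be used. Hamburger's theorem: a real sequence with $m_0=1$ is the moment sequence of a probability measure on $\mathbb R$ if and only if all Hankel matrices $(m_{i+j})_{0\le i,j\le M}$ are positive semidefinite. Tchakaloff's theorem in Richter's general form: for a probability measure with all moments finite and any $M$ there is a finitely supported probability measure with the same moments up to order $2M$. Partial fractions: if $\sum_ns(n)z^n$ is a rational function whose nonzero poles are at $1/w_1,\dots,1/w_k$ and which is regular at $0$, then for all large $n$ we have $s(n)=\sum_ig_i(n)w_i^n$ with polynomials $g_i$ of degree less than the order of the pole $1/w_i$. If moreover the function is $O(z)$ at infinity, its polynomial part has degree at most $1$, and the formula holds for all $n\ge2$.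

## 3. Two ways to count restricted crossings

A partition of $[n]$ into an ordered pair $(B_1,B_2)$ of nonempty blocks is a word of length $n$ in two letters, both occurring. It splits into maximal runs of equal letters.

**Lemma 1.** If the word of a two-block partition has $m\ge2$ runs, then $cr=\max(m-3,0)$.

*Proof.* An arc inside a run joins neighboring integers and crosses nothing. Every other arc joins the last element of run $i$ to the first element of run $i+2$, for some $1\le i\le m-2$; call it arc $i$. Arcs $i$ and $i+1$ cross, because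
$$\text{last of run }i<\text{last of run }i+1<\text{first of run }i+2<\text{first of run }i+3 .$$
Arcs $i$ and $i+2$ belong to the same block. For $j\ge i+3$, arc $i$ ends in run $i+2$, before arc $j$ starts. So the crossings are the pairs $(i,i+1)$ with $1\le i\le m-3$. $\square$

For more blocks we read $[n]$ from left to right. After step $s$ keep the list of *open* blocks, those with $\min B\le s<\max B$, ordered by decreasing $\max(B\cap[1,s])$: the most recently visited block is in front. At step $s$, with $s\in B$, exactly one of four operations happens.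

1. $B=\{s\}$: the list is unchanged.
2. $s=\min B<\max B$: $B$ is put in front.
3. $\min B<s<\max B$: $B$, at position $k$, is moved to the front.
4. $\min B<s=\max B$: $B$, at position $k$, is removed.

**Lemma 2.** $cr(\mathcal V)=\sum(k-1)$, summed over the steps of types 3 and 4. The map from $\mathcal V$ to its sequence of operations is a bijection from $P(n)$ onto the admissible sequences of length $n$ leading from the empty list to the empty list (admissible: $k$ never exceeds the current length of the list).

*Proof.* Attribute a restricted crossing $a<b<c<d$ to $c$. Let $c\in B$ have predecessor $a$ in $B$. Since $b,d$ are consecutive in $B'$ and $b<c<d$, necessarily $b$ is the last element of $B'$ before $c$ and $d$ is the next one. So the crossings attributed to $c$ correspond bijectively to the blocks $B'\ne B$ with an element in $(a,c)$ and an element $>c$. As $c\notin B'$, these are exactly the blocks open after step $c-1$ whose last visit is later than $a$, which are the blocks ahead of $B$ in the list. There are $k-1$ of them. If $c$ is the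 minimum of its block it has no predecessor and nothing is attributed to it.

For the bijection, run an admissible sequence and build blocks: type 1 creates the block $\{s\}$, type 2 creates a new block containing $s$, types 3 and 4 add $s$ to the block at position $k$. The block just visited goes to the front (or leaves) and the others keep their order, so the list stays ordered by last visit. A block created by type 2 leaves only at a later step, and at the end all have left. So the result is a partition whose sequence of operations is the given one. The reconstruction is deterministic, so $\mathcal V$ is determined by its sequence. $\square$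

For $\{1,3\},\{2,4\}$: after step 2 the list is $\{2,4\},\{1,3\}$; step 3 removes position $2$, step 4 removes position $1$. So $cr=1$.

## 4. Moments up to order six, and the case $|q|>1$

The first thing to try is a small Hankel determinant. It is instructive to see that order four gives nothing.

**No obstruction up to order four if $q\ge-1$.** A singleton takes part in no restricted crossing, and deleting singletons does not change $cr$. If $m^\circ_n$ denotes the numbers produced after replacing $R_1$ by $0$, then $m_n=\sum_k\binom nkR_1^k\,m^\circ_{n-k}$. So changing $R_1$ is a translation: it does not affect positivity of the Hankel matrix of a given size, and we may assume $R_1=0$ for both measures. Then $m_2=R_2$, $m_3=R_3$, $m_4=R_4+(2+q)R_2^2$. If $R_2=0$ for one measure, it is $\delta_0$, its cumulants vanish, and there is nothing to prove. If $R_2>0$, the matrix $(m_{i+j})_{0\le i,j\le2}$ is positive semidefinite if and only if $m_4-m_2^2-m_3^2/m_2\ge0$ (Schur complement), that is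
$$R_4+(1+q)R_2^2-\frac{R_3^2}{R_2}\ge0 .$$
This survives addition of cumulants: $(r_2+s_2)^2\ge r_2^2+s_2^2$, and $\frac{(r_3+s_3)^2}{r_2+s_2}\le\frac{r_3^2}{r_2}+\frac{s_3^2}{s_2}$ by Cauchy–Schwarz.

**Order six for symmetric sequences.** Suppose the odd cumulants vanish. We claim
$$m_2=R_2,\qquad m_4=R_4+(2+q)R_2^2,$$
$$m_6=R_6+(6+6q+3q^2)R_2R_4+(5+6q+3q^2+q^3)R_2^3. \tag{3}$$
The coefficient of $R_2R_4$ counts pairs $\{i<j\}\subset[6]$ with complementary 4-block. If $j=i+1$ (5 cases) there are at most three runs and $cr=0$. Otherwise there are $3+[i>1]+[j<6]$ runs, so $cr=[i>1]+[j<6]$ by Lemma 1. The pair $(1,6)$ gives $0$; the six pairs $(1,3),(1,4),(1,5),(2,6),(3,6),(4,6)$ give $1$; and $(2,4),(2,5),(3,5)$ give $2$. The total is $6+6q+3q^2$.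

For pairings only the operations "open" ($U$) and "remove" ($D$) occur. By Lemma 2 a removal from a list of length $h$ has total weight $[h]=1+q+\dots+q^{h-1}$. The five patterns are $UDUDUD$, $UUDDUD$, $UDUUDD$, $UUDUDD$, $UUUDDD$, and they give
$$1+[2]+[2]+[2]^2+[3][2]=5+6q+3q^2+q^3 .$$
For four points, $UDUD$ and $UUDD$ give $1+[2]=2+q$.

**The symmetric two-point measure.** Take $\mu_1=\mu_2=\frac12(\delta_1+\delta_{-1})$. Every partition of a set of odd size has a block of odd size, so by induction the odd cumulants vanish. From $m_2=m_4=m_6=1$ and (3),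
$$R_2=1,\quad R_4=-(1+q),\quad R_6=1+(1+q)(6+6q+3q^2)-(5+6q+3q^2+q^3)=2(1+q)^3 .$$
Doubling the cumulants gives $m_2=2$ and
$$m_4=-2(1+q)+4(2+q)=6+2q,$$
$$m_6=4(1+q)^3-4(1+q)(6+6q+3q^2)+8(5+6q+3q^2+q^3)=20+12q .$$
Hence
$$m_2m_6-m_4^2=40+24q-(6+2q)^2=4(1-q^2). \tag{4}$$
For a measure, Cauchy–Schwarz for $x$ and $x^3$ gives $m_4^2\le m_2m_6$. So **$*_q$ is not positivity preserving when $|q|>1$**. For $|q|\le1$, however, (4) has the sign a measure would give. This test says nothing exactly in the range we were asked about, and something else is needed there.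

## 5. The two positive cases $q=0$ and $q=1$

**The case $q=1$.** Formula (2) is the classical moment–cumulant formula: as formal power series $\sum_{n\ge0}m_n\frac{s^n}{n!}=\exp\big(\sum_{n\ge1}R(n)\frac{s^n}{n!}\big)$. Adding cumulants multiplies these series, so $m_n$ is the $n$-th moment of the sum of independent variables with laws $\mu_1,\mu_2$.

**The case $q=0$.** Here only partitions with $cr=0$ count, and $cr(\mathcal V)=0$ if and only if $\mathcal V$ is noncrossing. A restricted crossing is a crossing. Conversely let $a<b<c<d$ with $a,c\in B$ and $b,d\in B'\ne B$. Let $c'$ be the smallest element of $B$ above $b$ and $a'$ the largest below $b$. They are consecutive in $B$ and $a'<b<c'\le c$. Let $b'=\max\{x\in B':x<c'\}$, so $b'\ge b>a'$, and let $d'$ be the next element of $B'$. It exists because $d>c\ge c'$, and $d'>c'$ because $c'\notin B'$. So $a'<b'<c'<d'$ is a restricted crossing. Hence $R^{(0)}$ are the free cumulants.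

Given $M$, choose finitely supported probability measures $\mu_i'$ with the moments of $\mu_i$ up to order $2M$; they have the same cumulants up to order $2M$. By Voiculescu and Speicher (see Nica–Speicher, *Lectures on the Combinatorics of Free Probability*, Lecture 12), $\mu_1'\boxplus\mu_2'$ is a probability measure with free cumulants $R_{\mu_1'}+R_{\mu_2'}$. So $(m_{i+j})_{0\le i,j\le M}$ is a Hankel matrix of a measure, hence positive semidefinite. As $M$ is arbitrary, Hamburger's theorem applies. **So $*_0$ and $*_1$ are positivity preserving.**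

## 6. Expansion in the mass of small atoms

We now expand $m^{(t)}_n$ in $\varepsilon$. For later use at $q=-1$ we allow several atoms. Let $\beta_1,\dots,\beta_d>0$, $\sigma_n=\sum_i\beta_i^n$, and
$$\mu_\varepsilon=(1-d\varepsilon)\delta_0+\varepsilon\sum_{i=1}^d\delta_{\beta_i},\qquad \int x^n\,d\mu_\varepsilon=\varepsilon\sigma_n\quad(n\ge1).$$
Put
$$T_k(n)=\sum_{\mathcal V\in P(n),\ |\mathcal V|=k}q^{cr(\mathcal V)}\prod_{B\in\mathcal V}\sigma_{|B|} .$$
The recursion $R(n)=\varepsilon\sigma_n-\sum_{|\mathcal V|\ge2}q^{cr(\mathcal V)}R(\mathcal V)$ shows by induction that each $R(n)$ is a polynomial in $\varepsilon$ without constant term. Write $R(n)=\varepsilon\sigma_n+\varepsilon^2\kappa_n+\varepsilon^3\lambda_n+O(\varepsilon^4)$, for fixed $n$.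

At order $\varepsilon^2$ only two-block partitions enter, with their leading terms: $\kappa_n=-T_2(n)$. At order $\varepsilon^3$, a three-block partition contributes its leading term, and a two-block partition contributes $\kappa_{|B|}\sigma_{|B'|}+\sigma_{|B|}\kappa_{|B'|}$. So
$$\lambda_n=-U(n)-T_3(n),\qquad U(n)=\sum_{(B_1,B_2)}q^{cr}\,\kappa_{|B_1|}\,\sigma_{|B_2|}, \tag{5}$$
the sum running over *ordered* pairs of nonempty blocks forming a partition of $[n]$.

Replacing $R$ by $tR$ multiplies the term of $\mathcal V$ by $t^{|\mathcal V|}$. The $\varepsilon^2$-coefficient of $m^{(t)}_n$ is therefore $t\kappa_n+t^2T_2(n)=t(t-1)T_2(n)$, and the $\varepsilon^3$-coefficient is $t\lambda_n+t^2U(n)+t^3T_3(n)$. Hence for $n\ge1$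
$$m^{(t)}_n=t\sigma_n\,\varepsilon+t(t-1)T_2(n)\,\varepsilon^2+t(t-1)\big[U(n)+(t+1)T_3(n)\big]\varepsilon^3+O(\varepsilon^4). \tag{6}$$

A check for $d=1$, $\beta_1=1$, $n=3$: $R_1=\varepsilon$, $R_2=\varepsilon-\varepsilon^2$ and $R_3=\varepsilon-3R_1R_2-R_1^3=\varepsilon-3\varepsilon^2+2\varepsilon^3$. On the other side $T_2(3)=3$, $T_3(3)=1$, and $U(3)=3\kappa_2\sigma_1+3\kappa_1\sigma_2=-3+0$, so $-U(3)-T_3(3)=2$, as it should be.

For a polynomial $P=\sum p_nx^n$ put $L_\varepsilon(P)=\sum_np_nm^{(t)}_n(\mu_\varepsilon)$. If the numbers are the moments of a probability measure $\nu$, then $L_\varepsilon(P)=\int P\,d\nu\ge0$ whenever $P\ge0$ on $\mathbb R$. If $P(0)=0$, then $L_\varepsilon(P)$ is a polynomial in $\varepsilon$ without constant term.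

## 7. Two blocks, and what second order can and cannot see

**Generating function.** For ordered pairs put $Q_n(a,b)=\sum_{(B_1,B_2)}q^{cr}a^{|B_1|}b^{|B_2|}$, and let $A=\frac{az}{1-az}$, $B=\frac{bz}{1-bz}$ be the generating functions of one run. Words with $2j$ runs give $2(AB)^j$, since either letter may come first; words with $2j+1$ runs give $(AB)^j(A+B)$. With Lemma 1,
$$\sum_nQ_n(a,b)z^n=2AB+\sum_{j\ge1}q^{2j-2}(AB)^j(A+B)+2\sum_{j\ge2}q^{2j-3}(AB)^j .$$
The two geometric series sum to $(A+B+2qAB)\frac{AB}{1-q^2AB}$, and clearing denominators gives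
$$\sum_nQ_n(a,b)z^n=2AB+(A+B+2qAB)\,\frac{abz^2}{(1-az)(1-bz)-q^2abz^2}. \tag{7}$$

**One atom at $1$.** Let $d=1$, $\beta_1=1$, so $\sigma_n=1$. There are $\binom{n-1}{m-1}$ unordered two-block partitions with $m$ runs, so
$$T_2(n)=\sum_{m\ge2}\binom{n-1}{m-1}q^{\max(m-3,0)} . \tag{8}$$
For $q\ne0$ this equals $(n-1)+q^{-2}\big[(1+q)^{n-1}-1-(n-1)q\big]$. For $q\ne0,-1$, with $c=1+q$ and $\theta=\frac1{q^2(1+q)}$,
$$T_2(n)=\theta c^n-\frac{1-q}q(n-1)-\frac1{q^2}\qquad(n\ge1). \tag{9}$$
For instance, $T_2(4)=3+(3+q)=6+q$: four partitions of type $1+3$ and $2+q$ from the pairings. At $q=1$, $t=2$ the $\varepsilon^2$-term $2T_2(n)=2^n-2$ is familiar. The sum of two independent variables with law $\mu_\varepsilon$ has masses $2\varepsilon(1-\varepsilon)$ at $1$ and $\varepsilon^2$ at $2$, so its moments are $2\varepsilon+(2^n-2)\varepsilon^2$. For general $q$ the point $2$ has become $1+q$.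

**Second order for $t<1$.** Let $0<|q|<1$, so $c>0$, $c\ne1$, $\theta>0$, and let $P=x^2(x-1)^2$. The $\varepsilon$-coefficient of $L_\varepsilon(P)$ is $tP(1)=0$. By (1) and (9) the $\varepsilon^2$-coefficient is
$$t(t-1)\Big[\theta P(c)-\tfrac{1-q}q\big(P'(1)-P(1)\big)-\tfrac1{q^2}P(1)\Big]=t(t-1)\theta P(c). \tag{10}$$
Since $P(c)=c^2q^2>0$, this is negative for $0<t<1$. So for $0<|q|<1$ and $0<t<1$ the numbers $m^{(t)}_n(\mu_\varepsilon)$ are not moments when $\varepsilon$ is small.

**Where second order stops for $t>1$.** Let $P\ge0$ on $\mathbb R$ and $t>1$. The $\varepsilon^0$-coefficient of $L_\varepsilon(P)$ is $P(0)\ge0$. If $P(0)=0$, the $\varepsilon^1$-coefficient is $tP(1)\ge0$. If also $P(1)=0$, then $P'(1)=0$ because $P\ge0$, and by (10) the $\varepsilon^2$-coefficient is $t(t-1)\theta P(c)\ge0$. So the first two orders never produce a negative leading term. The only way on is to take $P(0)=P(1)=P(c)=0$. These zeros have even order, since $P\geq 0$, and one then looks at order $\varepsilon^3$. This is why $P_N=x^{2N}(x-1)^2(x-c)^2$.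

At order three there is a competition. The term $U$ feeds the second-order cumulant $-\theta c^n+\cdots$ into one block of a two-block partition, with a minus sign. The term $T_3$ comes with the factor $t+1>0$, and for $q>0$ it is positive. What decides is which grows faster.

## 8. Three blocks: a transfer operator

The purpose of this section is an upper bound for the growth of $T_3$. On the tensor algebra of $\mathbb C^d$, with basis $e_1,\dots,e_d$ and vacuum $\Omega$ (degree $0$), define $X=X_0+\lambda Y$ by
$$Yx=\Big(\sum_i\beta_i\Big)x+\sum_i\beta_i\,e_i\otimes x,$$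
$$X_0x=\sum_{k=1}^jq^{k-1}\beta_{i_k}\big(e_{i_k}\otimes x^{(k)}+x^{(k)}\big)\qquad\text{for }x=e_{i_1}\otimes\dots\otimes e_{i_j},$$
where $x^{(k)}$ is $x$ with the $k$-th factor deleted; in particular $X_0\Omega=0$. Then
$$\sum_k\lambda^kT_k(n)=\text{the }\Omega\text{-coefficient of }X^n\Omega . \tag{11}$$
Indeed, since $\sigma_{|B|}=\sum_i\beta_i^{|B|}$, the number $T_k(n)$ is a sum over partitions with $k$ blocks and all colorings of the blocks by $1,\dots,d$. The weight is $q^{cr}$ times one factor $\beta_i$ for each element of a block of color $i$. Record the list of open blocks by its colors, as a tensor. The two terms of $Y$ are operations 1 and 2, where a block is born and $\lambda$ is paid. The two terms of $X_0$ are operations 3 and 4, with the factor $q^{k-1}$. Lemma 2 says that the sequences from the empty list to the empty list give each partition once, with the correct power of $q$.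

For $d=1$, $\beta_1=1$, $n=2$: $X\Omega=\lambda(\Omega+e_1)$, and the $\Omega$-coefficient of $X^2\Omega$ is $\lambda(\lambda+1)$, in accordance with $T_1(2)=T_2(2)=1$.

We also need powers of triangular matrices. Let $D$ be a diagonal matrix of size $s$ with entries of modulus at most $\varrho$, where $\varrho\ge1$, and $N$ a strictly triangular one. In the expansion of $(D+N)^m$ every product with $s$ or more factors $N$ vanishes, so
$$\|(D+N)^m\|\le\sum_{l<s}\binom ml\varrho^{m-l}\|N\|^l=O\big((1+m)^{s-1}\varrho^m\big). \tag{12}$$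

**Lemma 3.** If $d=1$, $\beta_1=1$, $|q|<1$, then $T_3(n)=O(n^r\varrho^n)$ for some $r$, where $\varrho=\max(1,\,1+q,\,1+q+q^2)$.

*Proof.* With $x_j=e_1^{\otimes j}$ and $[j]=1+q+\dots+q^{j-1}$ we have $X_0x_j=[j](x_j+x_{j-1})$ for $j\ge1$, $X_0x_0=0$, and $Yx_j=x_j+x_{j+1}$. The $\lambda^3$-coefficient of $X^n\Omega$ is the sum of the vectors
$$X_0^{n_3}\,Y\,X_0^{n_2}\,Y\,X_0^{n_1}\,Y\,X_0^{n_0}\,\Omega,\qquad n_0+n_1+n_2+n_3=n-3 .$$
Each $Y$ raises the degree by at most one and $X_0$ never raises it, so only degrees $\le3$ occur. We may work in $\mathrm{span}(x_0,\dots,x_3)$ with $Y$ truncated there. On this space $X_0$ is triangular with diagonal $0,\,1,\,1+q,\,1+q+q^2$, all in $[0,\varrho]$ because $|q|<1$. By (12), $\|X_0^m\|=O((1+m)^3\varrho^m)$. There are at most $n^3$ products, each of size $O(n^{12}\varrho^n)$. $\square$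

## 9. Third order: the growth rate $w_+$ and the proof of Theorem 1

Fix $0<|q|<1$, $t>1$, and $d=1$, $\beta_1=1$, so $\sigma_n=1$. Recall $c=1+q>0$, $c\ne1$, $\theta>0$, and $\varrho$ from Lemma 3.

**Step 1: $w_+$ beats $\varrho$.** This step decides the competition between $U$ and $T_3$. Let
$$\psi(w)=(w-1)(w-c)-q^2c=w^2-(2+q)w+(1-q^2)c .$$
Then $\psi(1)=\psi(c)=-q^2c<0$. At $w=1+q+q^2$ we have $w-1=q(1+q)$ and $w-c=q^2$, so
$$\psi(1+q+q^2)=q^3(1+q)-q^2(1+q)=q^2(1+q)(q-1)<0 .$$
So $\psi$ has real roots $w_-<w_+$, and $1$, $c$, $1+q+q^2$ all lie strictly between them. Hence $w_+>\varrho$. Also $w_+w_-=(1-q^2)c>0$, so $0<w_-<1\le\varrho$.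

(At $q=1$ the last value of $\psi$ is $0$ and $w_+=3=1+q+q^2$: at the classical endpoint the two rates coincide.)

**Step 2: asymptotics of $Q_n(c,1)$.** This is the two-block sum in which one block carries the weight $c^{|B_1|}$. We need its growth and, above all, its sign. In (7) with $a=c$, $b=1$ write $G=\frac{cz}{1-cz}$ and $H=\frac z{1-z}$. Since $(1-cz)(1-z)-q^2cz^2=z^2\psi(1/z)=(1-w_+z)(1-w_-z)$,
$$\sum_nQ_n(c,1)z^n=2GH+(G+H+2qGH)\frac{cz^2}{(1-w_+z)(1-w_-z)} .$$
The poles are among $1/w_+$, $1/w_-$, $1$, $1/c$. These four points are distinct, because $\psi(1),\psi(c)\ne0$, $w_+\ne w_-$ and $c\ne1$, and all four poles are at most simple. Partial fractions give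
$$Q_n(c,1)=\rho\,w_+^n+O(\varrho^n),\qquad \rho=\frac{c\,(G+H+2qGH)}{w_+(w_+-w_-)}\bigg|_{z=1/w_+} . \tag{13}$$
Here $\rho$ is the value at $z=1/w_+$ of the function multiplying $\frac1{1-w_+z}$, where $\frac{cz^2}{1-w_-z}=\frac{c}{w_+(w_+-w_-)}$.

To see that $\rho>0$, note that at $z=1/w_+$
$$H=\frac1{w_+-1}>0,\qquad G=\frac c{w_+-c}>0,\qquad GH=\frac c{(w_+-1)(w_+-c)}=\frac1{q^2},$$
the last because $\psi(w_+)=0$. So $2qGH=2/q$, and $G+H\ge2\sqrt{GH}=2/|q|$. Equality would mean $G=H$, that is $c(w_+-1)=w_+-c$, or $cw_+=w_+$, which is impossible since $c\ne1$. Therefore $G+H+2qGH>2/|q|+2/q\ge0$. As $c>0$ and $w_+>w_->0$, we get $\rho>0$. For $q<0$ the strictness of the arithmetic–geometric inequality is what saves the sign.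

**Step 3: asymptotics of $U$.** We insert (9) into (5), with $\kappa_n=-T_2(n)$:
$$\kappa_n=-\theta c^n+\frac{1-q}q(n-1)+\frac1{q^2} .$$
The sums needed, over ordered pairs, are
$$\sum q^{cr}c^{|B_1|}=Q_n(c,1),\qquad \sum q^{cr}=2T_2(n),\qquad \sum q^{cr}|B_1|=nT_2(n).$$
The last holds because the two orderings of a partition contribute $|B|+|B'|=n$. Hence
$$U(n)=-\theta\,Q_n(c,1)+\Big[\frac{1-q}q(n-2)+\frac2{q^2}\Big]T_2(n) .$$
By (9), $T_2(n)=O(n\varrho^n)$, and with (13)
$$U(n)=-\theta\rho\,w_+^n+O(n^2\varrho^n).$$

**Step 4: the $\varepsilon^3$-coefficient.** Let $\Gamma(n)=t(t-1)[U(n)+(t+1)T_3(n)]$ be the $\varepsilon^3$-coefficient in (6). By Step 3 and Lemma 3, for some $r$,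
$$\Gamma(n)=-K\,w_+^n+O(n^r\varrho^n),\qquad K=t(t-1)\theta\rho>0,\qquad w_+>\varrho. \tag{14}$$

**Step 5: the test polynomial.** Write $P_N(x)=x^{2N}(x-1)^2(x-c)^2=x^{2N}\sum_{j=0}^4p_jx^j$; the $p_j$ do not depend on $N$. Then $L_\varepsilon(P_N)=\sum_jp_jm^{(t)}_{2N+j}(\mu_\varepsilon)$ has no constant term in $\varepsilon$, and by (6) its first coefficients are as follows.

- Order $\varepsilon$: $tP_N(1)=0$.
- Order $\varepsilon^2$: by (1) and (9), a linear combination of $P_N(c)$, $P_N(1)$, $P_N'(1)$, all of which vanish.
- Order $\varepsilon^3$: by (1) and (14),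
$$\sum_jp_j\Gamma(2N+j)=-K\,w_+^{2N}(w_+-1)^2(w_+-c)^2+O(N^r\varrho^{2N}) .$$

Since $w_+\ne1,c$ and $w_+>\varrho$, the $\varepsilon^3$-coefficient is negative for all large $N$. Fix one such $N$, depending only on $q$ and $t$, and only now let $\varepsilon\to0$. Then $L_\varepsilon(P_N)=-\gamma\varepsilon^3+O(\varepsilon^4)$ with $\gamma>0$. So $L_\varepsilon(P_N)<0$ for all $0<\varepsilon<\varepsilon_0(q,t)$. For a moment sequence of a probability measure, $L_\varepsilon(P_N)\ge0$. This contradiction proves Theorem 1. $\blacksquare$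

With $t=2$ this answers the question: the assertion that $*_q$ is positivity preserving for every $q\in[0,1]$ is false, and it fails for every $q\in(0,1)$.

## 10. The value $q=-1$: two atoms and the exterior algebra

At $q=-1$ we have $c=0$, and a single atom at $1$ no longer gives a useful second-order growth rate: (8) yields $T_2(n)=2n-3$ for $n\ge2$. We use atoms at $1$ and $2$ instead: $d=2$, $\beta=(1,2)$, $\sigma_n=1+2^n$,
$$\mu_\varepsilon=(1-2\varepsilon)\delta_0+\varepsilon\delta_1+\varepsilon\delta_2 ,\qquad 0<\varepsilon<\tfrac12 .$$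
We show that for every real $t>1$ the numbers $m^{(t)}_n(\mu_\varepsilon)$ are not moments when $\varepsilon$ is small.

**Step 1: two blocks.** We need exact formulas up to rates that can be killed. At $q=-1$ the denominator in (7) is $1-(a+b)z$, and (7) reads
$$\sum_nQ_n(a,b)z^n=2AB+(A+B-2AB)\frac{abz^2}{1-(a+b)z} .$$
For $a,b>0$ this is $O(z)$ at infinity, because $A,B\to-1$. At $z=\frac1{a+b}$ we have $A=a/b$ and $B=b/a$, so $A+B-2AB=\frac{(a-b)^2}{ab}$. For $a\ne b$ the poles at $1/a,1/b,1/(a+b)$ are at most simple, so for $n\ge2$, with constants $\alpha,\alpha'$,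
$$Q_n(a,b)=\Big(\frac{a-b}{a+b}\Big)^2(a+b)^n+\alpha a^n+\alpha' b^n . \tag{15}$$
For $(a,b)=(1,2)$ the direct values $Q_2=2ab=4$ and $Q_3=3a^2b+3ab^2=18$ determine the constants: $Q_n(1,2)=3^{n-2}-9+3\cdot2^n$ for $n\ge2$. For equal arguments, $Q_n(1,1)=2(2n-3)$ by (8), and $Q_n(2,2)=2^nQ_n(1,1)$ since $|B_1|+|B_2|=n$. Now $T_2(n)=\frac12\sum_{i,j}Q_n(\beta_i,\beta_j)=\frac12Q_n(1,1)+\frac12Q_n(2,2)+Q_n(1,2)$, so
$$T_2(n)=\tfrac19\,3^n+(2n-12)+2n\,2^n+\nu\,[n=1]\qquad(n\ge1),\qquad \nu=\tfrac{17}3. \tag{16}$$
The last term corrects the value at $n=1$, where $T_2(1)=0$. Check: $T_2(2)=1-8+16=9=\sigma_1^2$, and $T_2(3)=3-6+48=45=3\sigma_1\sigma_2$.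

**Step 2: asymptotics of $U$.** Insert $\kappa=-T_2$ from (16) into (5). For $n\ge2$,
$$U(n)=-\tfrac19\big(Q_n(3,1)+Q_n(3,2)\big)-E(n)-\nu\,n\,\sigma_{n-1} .$$
The last term comes from $|B_1|=1$: there are $n$ such pairs, each with at most three runs, so $cr=0$. The middle term is
$$E(n)=\sum_{\beta'\in\{1,2\}}\Big[(2a\partial_a-12)Q_n(a,\beta')\big|_{a=1}+2a\partial_aQ_n(a,\beta')\big|_{a=2}\Big].$$
Applying $a\partial_a$ to the generating function raises pole orders but creates no new poles. So the generating function of $E$ is rational with poles only at $1/\beta$, $1/\beta'$, $1/(\beta+\beta')$ with $\beta,\beta'\in\{1,2\}$. As $\beta+\beta'\le4$, $E(n)=O(n^r4^n)$ for some $r$. By (15), $Q_n(3,2)=\frac1{25}5^n+O(3^n)$ and $Q_n(3,1)=O(4^n)$. Hence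
$$U(n)=-\tfrac1{225}\,5^n+O(n^r4^n).$$

**Step 3: three blocks.** We need $T_3$ to grow more slowly than $5^n$, and the sign $q=-1$ lets us shrink the tensor algebra. Let $\pi$ be the quotient map from the tensor algebra onto $\Lambda(\mathbb C^2)$, and let $x=e_{i_1}\otimes\dots\otimes e_{i_j}$. Moving the $k$-th factor to the front costs the sign $(-1)^{k-1}$, so
$$\pi(e_{i_k}\otimes x^{(k)})=(-1)^{k-1}\pi(x),\qquad \pi\Big(\sum_k(-1)^{k-1}\beta_{i_k}x^{(k)}\Big)=\iota\,\pi(x),$$
where $\iota$ is contraction by the functional $e_i\mapsto\beta_i$. Therefore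
$$\pi X_0x=\Big(\sum_k\beta_{i_k}\Big)\pi(x)+\iota\,\pi(x),\qquad \pi Yx=\Big(\sum_i\beta_i\Big)\pi(x)+\sum_i\beta_i\,e_i\wedge\pi(x).$$
If an index is repeated, $\pi(x)=0$ and the right sides vanish. So $\pi X=\hat X\pi$ with $\hat X=\hat X_0+\lambda\hat Y$ acting on the $4$-dimensional space $\Lambda(\mathbb C^2)$, where $\hat X_0$ is the diagonal map $e_I\mapsto(\sum_{i\in I}\beta_i)e_I$ plus $\iota$. Since $\pi$ does not change the degree-$0$ component, (11) holds with $\hat X$ in place of $X$. The map $\iota$ lowers the degree, so $\hat X_0$ is triangular with diagonal $0,1,2,3$. By (12) with $\varrho=3$, and by counting products as in Lemma 3, $T_3(n)=O(n^r3^n)$ for some $r$.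

**Step 4: conclusion.** With one exponent $r$ large enough for all the estimates, the $\varepsilon^3$-coefficient in (6) is $-\frac{t(t-1)}{225}5^n+O(n^r4^n)$. Let $P_N(x)=x^{2N}(x-1)^2(x-2)^2(x-3)^2\ge0$ with $N\ge1$; only $n\ge2$ occurs. The $\varepsilon$-coefficient of $L_\varepsilon(P_N)$ is $t(P_N(1)+P_N(2))=0$. By (1) and (16) the $\varepsilon^2$-coefficient is
$$t(t-1)\big[\tfrac19P_N(3)+2P_N'(1)-12P_N(1)+4P_N'(2)\big]=0 .$$
The $\varepsilon^3$-coefficient is
$$-\frac{t(t-1)}{225}\,5^{2N}(4\cdot3\cdot2)^2+O(N^r4^{2N}),$$
negative for large $N$. Fix such an $N$; then $L_\varepsilon(P_N)<0$ for all small $\varepsilon>0$, and the numbers are not moments. $\blacksquare$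

**Proof of Theorem 2.** For $q\in\{0,1\}$ positivity holds by Section 5. For $0<|q|<1$ it fails by Theorem 1 with $t=2$; for $|q|>1$ by (4); and for $q=-1$ by the present section with $t=2$. These cases cover all real $q$. $\blacksquare$

## 11. Real multiples of the cumulant sequence: proof of Theorem 3

For every $q$ we have $1\in\mathcal T_q$, since $m^{(1)}_n(\mu)$ are the moments of $\mu$.

**Step 1: $q\in[-1,1)\setminus\{0\}$.** We exclude every $t\ne1$. For $t>1$ use Theorem 1 if $|q|<1$ and Section 10 if $q=-1$. For $0<t<1$ and $|q|<1$ use (10). For $0<t<1$ and $q=-1$ take the measure of Section 10 and $P=x^2(x-1)^2(x-2)^2$. The $\varepsilon$-coefficient is $t(P(1)+P(2))=0$, and by (16) the $\varepsilon^2$-coefficient is $t(t-1)\frac19P(3)=4t(t-1)<0$. So $L_\varepsilon(P)<0$ for small $\varepsilon$, and $\mathcal T_q=\{1\}$.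

**Step 2: $q=0$, $0<t<1$.** We exclude these $t$ at second order. Take one atom at $1$. By (8), with $0^0=1$, $T_2(n)=(n-1)+\binom{n-1}2=\binom n2$. Since $\langle P,\binom n2\rangle=\frac12P''(1)$, for $P=x^2(x-1)^2$ we get
$$L_\varepsilon(P)=t(t-1)\tfrac{P''(1)}2\varepsilon^2+O(\varepsilon^3)=t(t-1)\varepsilon^2+O(\varepsilon^3)<0$$
for small $\varepsilon$.

**Step 3: $q=0$, $t\ge1$.** Now we show that all these $t$ are allowed. For compactly supported $\mu$, $tR^{(0)}_\mu$ is the free cumulant sequence of a probability measure (Nica–Speicher, *On the multiplication of free N-tuples of noncommutative random variables*, Amer. J. Math. 118 (1996)). For general $\mu$ and given $M$, replace $\mu$ by a finitely supported measure with the same moments up to order $2M$. The numbers $m^{(t)}_n$, $n\le2M$, do not change, so the Hankel matrix $(m^{(t)}_{i+j})_{0\le i,j\le M}$ is positive semidefinite. Since $M$ is arbitrary, Hamburger's theorem gives $t\in\mathcal T_0$. Hence $\mathcal T_0=[1,\infty)$.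

**Step 4: $q=1$.** For a positive integer $t$, $m^{(t)}_n(\mu)$ are the moments of the sum of $t$ independent variables with law $\mu$. Let $t>0$ be noninteger and take one atom at $1$. By the exponential formula of Section 5, multiplying the cumulants by $t$ raises the exponential generating function to the power $t$:
$$\sum_{n\ge0}m^{(t)}_n\frac{s^n}{n!}=\big(1+\varepsilon(e^s-1)\big)^t=\sum_{k\ge0}\binom tk\varepsilon^k(e^s-1)^k .$$
Since $(e^s-1)^k=\sum_j(-1)^{k-j}\binom kje^{js}$, the coefficient of $s^n/n!$ in it is $\sum_j(-1)^{k-j}\binom kjj^n=(\Delta^kx^n)(0)$, where $\Delta P(x)=P(x+1)-P(x)$. So for every polynomial $P$ the $\varepsilon^k$-coefficient of $L_\varepsilon(P)$ is $\binom tk(\Delta^kP)(0)$.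

Let $k=\lfloor t\rfloor+2$ and $P=\prod_{i=0}^{k-1}(x-i)^2\ge0$. As $P$ vanishes at $0,\dots,k-1$, we have $(\Delta^lP)(0)=0$ for $l<k$ and $(\Delta^kP)(0)=P(k)>0$. Among the $k$ factors of $t(t-1)\cdots(t-k+1)$ exactly one, the last factor $t-\lfloor t\rfloor-1$, is negative, and none is zero. So $\binom tk<0$, and
$$L_\varepsilon(P)=\binom tkP(k)\,\varepsilon^k+O(\varepsilon^{k+1})<0$$
for small $\varepsilon>0$. Hence $t\notin\mathcal T_1$, and $\mathcal T_1=\{1,2,3,\dots\}$. $\blacksquare$
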